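# The spectral gap $2/3$ for Pauli verification of entangled stabilizer states

## 1. One qubit suggests $2/3$

A device is supposed to prepare an $n$-qubit pure state $|\psi\rangle$. We check it by choosing at random one of several tests, and we may only measure each qubit separately in the eigenbasis of $X$, $Y$ or $Z$. How well can the best random choice of tests detect a wrong state, if $|\psi\rangle$ is an entangled stabilizer state?

The first guess is a number that depends neither on $n$ nor on the state: a spectral gap of $2/3$. The reason for the guess is one qubit. A test that measures $Z$ on a given qubit cannot notice a $Z$ error on that qubit, and the same holds for $X$ and $Y$. Each test measures one of the three, so each test is blind to one of three errors, and some error escapes with probability at least $1/3$. The guess says that nothing worse can happen. That $2/3$ is the maximum for every entangled stabilizer state was posed as a conjecture by Ninnat Dangniam, Yun-Guang Han and Huangjun Zhu in "Optimal verification of stabilizer states", arXiv:2007.09713 (2020). We shall prove it. First, the precise terms.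

**Definition (verification).** A (nonadaptive) *verification protocol* for $|\psi\rangle$ performs, with probability $\mu_l>0$, $\sum_l\mu_l=1$, one of finitely many tests. A *test* is a two-outcome measurement $\{P_l,I-P_l\}$ ("pass"/"fail") with $0\le P_l\le I$ and $P_l|\psi\rangle=|\psi\rangle$. The *verification operator* is $\Omega=\sum_l\mu_lP_l$. Since $\Omega|\psi\rangle=|\psi\rangle$ and $\Omega\le I$, the largest eigenvalue is $1$. Put
$$\beta(\Omega)=\max_{|\phi\rangle\perp|\psi\rangle}\langle\phi|\Omega|\phi\rangle ,\qquad \nu(\Omega)=1-\beta(\Omega),$$
where $|\phi\rangle$ is a unit vector. The number $\nu(\Omega)$ is the *spectral gap*.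

The gap measures quality as follows. We have $\Omega\le|\psi\rangle\langle\psi|+\beta(\Omega)\,(I-|\psi\rangle\langle\psi|)$, so a state $\rho$ with fidelity $F=\langle\psi|\rho|\psi\rangle$ passes a random test with probability
$$\operatorname{tr}(\Omega\rho)\le F+\beta(\Omega)(1-F)=1-\nu(\Omega)(1-F).\tag{1}$$

**Definition (Pauli measurements).** A test is *based on Pauli measurements* if each qubit $j$ is measured, nonadaptively, in the eigenbasis of some $W_j\in\{X,Y,Z\}$, and the test passes iff the outcome string lies in a chosen set. Equivalently, $P_l$ is a sum of some of the product projectors onto the joint eigenbasis of the local operators $W_1,\dots,W_n$. A verification operator is based on Pauli measurements if all its tests are.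

**Definition (stabilizer state).** An $n$-qubit *stabilizer state* is the unique common $+1$ eigenvector of an abelian group $S$ of $2^n$ Pauli operators (tensor products of $I,X,Y,Z$ with signs $\pm1$), $-I\notin S$. It is *entangled* if it is not a product of single-qubit states.

**The Bell pair.** Let $|\Phi\rangle=(|00\rangle+|11\rangle)/\sqrt2$, with $S=\{I,\ X\otimes X,\ -Y\otimes Y,\ Z\otimes Z\}$. Use the three tests
$$\tfrac12(I+X\otimes X),\quad \tfrac12(I-Y\otimes Y),\quad \tfrac12(I+Z\otimes Z),$$
each with probability $1/3$. Since $|\Phi\rangle\langle\Phi|=\frac14(I+XX-YY+ZZ)$, we get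
$$\Omega=\tfrac12I+\tfrac16(XX-YY+ZZ)=\tfrac12 I+\tfrac16\bigl(4|\Phi\rangle\langle\Phi|-I\bigr)=\tfrac13I+\tfrac23|\Phi\rangle\langle\Phi| .$$
So $\beta=1/3$ and $\nu=2/3$. The argument above shows that $2/3$ cannot be beaten: the states $X_1|\Phi\rangle,Y_1|\Phi\rangle,Z_1|\Phi\rangle$ are the other three Bell states, orthogonal to $|\Phi\rangle$, and each Pauli test passes at least one of them with certainty. The guess is right here.

**Product states.** The word "entangled" is needed. For a product stabilizer state, measure on each qubit the Pauli that stabilizes it, and accept only the stabilized outcome. Then $P=|\psi\rangle\langle\psi|$ and $\nu=1$.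

**Theorem 1.** Let $|\psi\rangle$ be an entangled $n$-qubit stabilizer state. The maximum of $\nu(\Omega)$ over verification operators $\Omega$ for $|\psi\rangle$ based on Pauli measurements equals $2/3$.

Two facts are quoted with the problem: the bound $\nu\le2/3$, which holds even for all separable measurements, and the fact that GHZ states attain $2/3$ with Pauli measurements. We shall need neither. The bound for Pauli measurements is proved in Section 4, and the three-qubit GHZ state is treated by hand in Section 3.

## 2. Pauli labels, Lagrangian subspaces and syndromes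

We forget phases and do linear algebra over $\mathbb F_2$. Label Pauli operators modulo phase by
$$\mathbb F_2^{2n}=\bigoplus_{v=1}^nF_v,\qquad F_v=\{0,X,Y,Z\}\cong\mathbb F_2^2,$$
with $X+Y=Z$, $X+X=0$, and so on. Addition of labels is multiplication of operators up to phase. Let $\omega$ be the symplectic form, $\omega(e,f)=\sum_v\omega(e_v,f_v)$, where on $F_v$ we have $\omega(a,b)=1$ iff $a,b$ are distinct and nonzero. Two Paulis commute iff $\omega=0$ on their labels; otherwise they anticommute. For a subspace $U$ let $U^\perp=\{e:\omega(e,u)=0\ \forall u\in U\}$. As $\omega$ is nondegenerate,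
$$\dim U^\perp=2n-\dim U,\qquad U^{\perp\perp}=U,\qquad (U\cap U')^\perp=U^\perp+U'^\perp .$$
A subspace is *isotropic* if $U\subset U^\perp$.

**Definition (Lagrangian).** A subspace $L\subset\mathbb F_2^{2n}$ is *Lagrangian* if $L=L^\perp$; equivalently, $L$ is isotropic of dimension $n$.

Let $L$ be the set of labels of the stabilizer group $S$. Two elements of $S$ with the same label differ by a sign, and $-I\notin S$, so $S\to L$ is a bijection and $\dim L=n$. As $S$ is abelian, $L$ is isotropic. So $L$ is Lagrangian.

**Definition (syndrome space).** Put $V=V(L)=\mathbb F_2^{2n}/L$, so $|V|=2^n$, and write $\overline e=e+L$. For $x=\overline e$ let $|x\rangle=E|\psi\rangle$, where $E$ is a Pauli with label $e$.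

Changing $e$ by an element of $L$ changes $E|\psi\rangle$ only by a phase, so $|x\rangle$ is well defined up to phase. If $e\notin L=L^\perp$, some $g\in S$ anticommutes with $E$, and then $\langle\psi|E|\psi\rangle=\langle\psi|gE|\psi\rangle=-\langle\psi|Eg|\psi\rangle=-\langle\psi|E|\psi\rangle$, so $\langle\psi|E|\psi\rangle=0$. Applying this to $E^\dagger E'$, we see that $\{|x\rangle\}_{x\in V}$ is an orthonormal basis, with $|0\rangle=|\psi\rangle$.

If $g_1,\dots,g_n$ is a basis of $L$, the map $\overline e\mapsto(\omega(e,g_1),\dots,\omega(e,g_n))$ is injective on $V$ because $L^\perp=L$. So an element of $V$ is the same as an error syndrome: the list of generators with which the error anticommutes.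

**Example (Bell).** $L=\{0,XX,YY,ZZ\}$. Every class in $V$ has a representative on qubit 1, and $\overline{X_1}=\overline{X_2}$, and the same for $Y,Z$. So $V=\{0,x,y,z\}$ with $x=\overline{X_1}=\overline{X_2}$, and so on.

**Example (GHZ).** For $(|000\rangle+|111\rangle)/\sqrt2$, $L$ is generated by $XXX,\ ZZI,\ IZZ$. Its other nonzero elements are $ZIZ,\ YYX,\ XYY,\ YXY$. Write a syndrome as $(s,a,b)$, for the generators in the given order. Then
$$\begin{aligned}&\overline{X_1}=(0,1,0),\quad \overline{X_2}=(0,1,1),\quad \overline{X_3}=(0,0,1),\\ &\overline{Z_1}=\overline{Z_2}=\overline{Z_3}=(1,0,0),\quad \overline{Y_v}=\overline{X_v}+(1,0,0).\end{aligned}$$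

**Definition (product qubit).** Qubit $v$ is *product* (with respect to $L$) if $L$ contains a nonzero vector supported on $v$ only. Otherwise it is *nonproduct*; in that case $F_v\to V$ is injective, so $\overline{X_v},\overline{Y_v},\overline{Z_v}$ are distinct and nonzero.

**Lemma 2.** $|\psi\rangle$ is entangled iff some qubit is nonproduct.

*Proof.* The average $2^{-n}\sum_{g\in S}g$ is the projector onto the common $+1$ eigenspace, so it is $|\psi\rangle\langle\psi|$. Nontrivial Paulis are traceless, so tracing out all qubits except $v$ leaves $\frac12\bigl(I+\text{sum of the nontrivial elements of }S\text{ supported on }v\bigr)$. Distinct nonzero elements of $F_v$ anticommute, so there is at most one nontrivial term. The reduced state is therefore $\frac12(I\pm W)$, a pure state, if $v$ is product, and $I/2$ otherwise. A pure state is a product of single-qubit states iff all its single-qubit reductions are pure. $\square$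

**Definition (setting).** A *setting* is $W=(W_1,\dots,W_n)$ with $W_v\in\{X,Y,Z\}$. Put $T_W=\{t:\ t_v\in\{0,W_v\}\ \forall v\}$. It is isotropic of dimension $n$, so $T_W^\perp=T_W$. Let
$$[W]=(T_W+L)/L\subset V,$$
the span of the classes $\overline{W_v}$, where $W_v\in F_v$ is viewed in $\mathbb F_2^{2n}$.

## 3. The syndromes that a setting misses

The next lemma says that $[W]$ is exactly the set of syndromes that the best use of setting $W$ cannot see.

**Lemma 3.** Let $S_W\subset S$ be the elements with label in $T_W$, and $P_W=|S_W|^{-1}\sum_{g\in S_W}g$. Then $P_W$ is a valid test with setting $W$, and $P_W|x\rangle=|x\rangle$ if $x\in[W]$, while $P_W|x\rangle=0$ if $x\notin[W]$.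

*Proof.* Each $g\in S_W$ is $\pm$ a tensor product of operators $I,W_v$, hence diagonal in the product eigenbasis of $W$. As $S_W$ is a group, $P_W$ is the projector onto its joint $+1$ eigenspace. A projector that is diagonal in the product eigenbasis is a sum of product projectors of that basis. Also $P_W|\psi\rangle=|\psi\rangle$. So $P_W$ is a valid test.

Let $E$ have label $e$ and let $g\in S_W$ have label $\gamma$. Then $gE|\psi\rangle=(-1)^{\omega(\gamma,e)}Eg|\psi\rangle=(-1)^{\omega(\gamma,e)}E|\psi\rangle$. Averaging over $S_W$, whose label set is $L\cap T_W$, gives $E|\psi\rangle$ if $\omega(\cdot,e)$ vanishes on $L\cap T_W$. Otherwise it gives $0$, because a nontrivial character averages to zero. The first case means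
$$e\in(L\cap T_W)^\perp=L^\perp+T_W^\perp=L+T_W,$$
that is, $\overline e\in[W]$. $\square$

Hence $\Omega=\sum_W\mu_WP_W$ is diagonal in the basis $|x\rangle$, and
$$\beta(\Omega)=\max_{x\in V\setminus0}\ \mu\{W:\ x\in[W]\}.\tag{2}$$
A quantum problem has become a problem about finitely many subspaces of $V$.

**Bell again.** $[XX]=\{0,x\}$, $[YY]=\{0,y\}$, $[ZZ]=\{0,z\}$, and $[W]=V$ for the six settings with $W_1\ne W_2$. The uniform distribution on all nine settings misses each $x\neq0$ with probability $\frac{1+6}{9}=\frac79$, a gap of only $\frac29$. So the distribution has to be chosen with care.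

**GHZ by hand.** From the list of $L$,
$$\begin{aligned}[][ZZZ]&=\{a=b=0\},\qquad [XXX]=\{s=0\},\\ [XYY]&=\{s=b\},\qquad [YXY]=\{s=a+b\},\qquad [YYX]=\{s=a\}.\end{aligned}$$
Give $ZZZ$ probability $\frac13$ and each of the other four $\frac16$. The syndrome $(1,0,0)$ is missed by $ZZZ$ alone: probability $\frac13$. A syndrome with $(a,b)\ne(0,0)$ is not missed by $ZZZ$. Of the four linear functionals $0,b,a+b,a$ at the point $(a,b)\neq(0,0)$, exactly two take the value $s$, so it is missed with probability $\frac26=\frac13$. Hence $\beta=\frac13$ and $\nu=\frac23$. The guess survives.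

**One stabilizer at a time.** For a general state there is an obvious uniform recipe: choose a nontrivial $g\in S$ uniformly and test $\frac12(I+g)$, with any setting $W$ such that the label of $g$ lies in $T_W$. If $x=\overline e\ne0$, then $\omega(\cdot,e)$ is a nonzero functional on $L$, so $x$ is missed by exactly $2^{n-1}-1$ of the $2^n-1$ choices. Therefore
$$\nu=1-\frac{2^{n-1}-1}{2^n-1}=\frac{2^{n-1}}{2^n-1}.$$
For $n=2$ this is $\frac23$. For $n=3$ it is $\frac47<\frac23$, and it decreases to $\frac12$. Another distribution over single stabilizers does not help: for each $g$, the fraction of nonzero $x$ missed is $\frac{2^{n-1}-1}{2^n-1}$, so the average over $x$ of the missing probability is always this number, and the maximum is at least as large. From three qubits on we must read several stabilizers from one setting. Which stabilizers fit together in one setting depends on the state, and this is the difficulty.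

## 4. The upper bound, and what equality forces

**Upper bound.** Let $|\psi\rangle$ be entangled, and let $v$ be a nonproduct qubit, which exists by Lemma 2. Let $P_l$ be any test with setting $W$. It is diagonal in the product eigenbasis of $W$, so it commutes with the operator $W_v$ acting on qubit $v$. Thus $P_lW_v|\psi\rangle=W_vP_l|\psi\rangle=W_v|\psi\rangle$: the state $W_v|\psi\rangle$ passes with certainty. In each test at least one of $X_v|\psi\rangle,Y_v|\psi\rangle,Z_v|\psi\rangle$ passes with certainty, so
$$\sum_{E\in\{X_v,Y_v,Z_v\}}\langle\psi|E^\dagger\Omega E|\psi\rangle\ \ge\ \sum_l\mu_l\cdot1=1.\tag{3}$$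
The three states are orthogonal to $|\psi\rangle$ because $v$ is nonproduct. So each term is at most $\beta(\Omega)$, and $\beta(\Omega)\ge\frac13$, that is, $\nu(\Omega)\le\frac23$.

The argument also says what an optimal protocol must look like.

**Proposition 4.** Suppose $\Omega$ is based on Pauli measurements, $|\psi\rangle$ is an entangled stabilizer state and $\nu(\Omega)=2/3$. Then for every nonproduct qubit $v$: (a) each of $X,Y,Z$ is measured on $v$ with total probability exactly $1/3$; (b) each test that measures $W_v$ on $v$ rejects with certainty the two states $E|\psi\rangle$ with $E\in\{X_v,Y_v,Z_v\}$, $E\ne W_v$.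

*Proof.* Each of the three terms in (3) is at most $\beta(\Omega)=\frac13$, and their sum is at least $1$. So each equals $\frac13$ and the sum is exactly $1$. Test $l$ contributes to the sum $\mu_l$ times a number that is at least $1$, where the $1$ comes from the term $E=W_v$. As the total is $1=\sum_l\mu_l$ and all $\mu_l>0$, in every test the two other terms vanish. For $0\le P_l$, $\langle\psi|E^\dagger P_lE|\psi\rangle=0$ means that $E|\psi\rangle$ is rejected with certainty; this is (b). Now the term for $E$ in (3) receives $\mu_l$ from each test that measures $E$ on $v$, and nothing from the others. It equals $\frac13$, which is (a). $\square$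

In the GHZ protocol above, qubit 1 is measured in $Z$ with probability $\frac13$, in $X$ (settings $XXX,XYY$) with $\frac26$, and in $Y$ with $\frac26$, as (a) requires.

## 5. From one distribution to one setting: the minimax theorem

To prove that $2/3$ is attained we need, for each $L$, one distribution $\mu$ that works against all syndromes. Instead of guessing $\mu$, we use von Neumann's minimax theorem: for a real matrix $A$ with finitely many rows and columns,
$$\min_\mu\max_x\sum_W\mu_WA_{W,x}=\max_q\min_W\sum_xq(x)A_{W,x},$$
where $\mu$ and $q$ range over probability distributions on rows and columns. Take rows indexed by settings, columns by $x\in V\setminus0$, and $A_{W,x}=1$ if $x\in[W]$, $A_{W,x}=0$ otherwise. With $q(A):=\sum_{x\in A}q(x)$,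
$$\min_\mu\max_{x\ne0}\mu\{W:x\in[W]\}=\max_q\min_W\,q([W]\setminus0).\tag{4}$$
By (2), the left side is the smallest $\beta$ obtainable from the tests $P_W$. So it suffices to show: *for every weighting $q$ of the nonzero syndromes, some single setting misses at most one third of the weight.* The weighting is now given to us, and we look for one setting. For Bell this is immediate: the three settings $XX,YY,ZZ$ miss $q(x),q(y),q(z)$, and the smallest is at most a third of the sum.

## 6. Removing a qubit, and where direct induction loses

It is natural to try induction on $n$: fix the Pauli $w$ on one qubit and treat the other $n-1$ qubits by induction. The next lemma makes "the other qubits" precise. Up to signs, $L^w$ below labels the stabilizers of the other qubits after $w$ has been measured on qubit $n$. By relabeling we may always let the removed qubit be qubit $n$.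

**Lemma 5.** Let $L\subset\mathbb F_2^{2n}$ be Lagrangian, let qubit $v=n$ be nonproduct, and let $w\in F_v$ be nonzero. Put
$$L^w=\{g'\in\mathbb F_2^{2(n-1)}:\ (g',0)\in L\ \text{or}\ (g',w)\in L\}.$$
Then $L^w$ is Lagrangian, and $e\mapsto\overline{(e,0)}$ induces an isomorphism $V(L^w)\cong V/\langle\overline w\rangle$. For each setting $W'$ of the first $n-1$ qubits, this isomorphism carries $[W']$, formed with respect to $L^w$, onto $[(W',w)]/\langle\overline w\rangle$.

*Proof.* $L^w$ *is isotropic.* If $(g',a),(h',b)\in L$ with $a,b\in\{0,w\}$, then $0=\omega(g',h')+\omega(a,b)=\omega(g',h')$, as $\omega(w,w)=0$.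

*Its dimension is $n-1$.* Consider the functional $g\mapsto\omega(g_v,w)$ on $L$. If it were zero, then $w\in L^\perp=L$, which contradicts that $v$ is nonproduct. So its kernel has dimension $n-1$. On $F_v$, $\omega(g_v,w)=0$ iff $g_v\in\{0,w\}$, so the kernel is $\{g\in L:g_v\in\{0,w\}\}$. Restriction to the first $n-1$ qubits maps this kernel onto $L^w$, and it is injective, because a vector that restricts to $0$ is $0$ or $w$, and $w\notin L$. So $\dim L^w=n-1$ and $L^w$ is Lagrangian.

*The isomorphism.* The map $\mathbb F_2^{2(n-1)}\to V/\langle\overline w\rangle$, $e\mapsto\overline{(e,0)}$, sends $e$ to $0$ iff $(e,0)\in L$ or $(e,0)+w=(e,w)\in L$, that is, iff $e\in L^w$. So it induces an injection $V(L^w)\to V/\langle\overline w\rangle$. Both spaces have dimension $n-1$ (recall $\overline w\neq0$), so it is an isomorphism.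

*Settings.* $[W']$ is spanned by the classes of $W'_u$, $u<n$, and $[(W',w)]$ is spanned by $\overline{W'_u}$, $u<n$, and $\overline w$. So the image of $[W']$ is $[(W',w)]/\langle\overline w\rangle$. $\square$

**The direct induction.** Let $q:V\to[0,\infty)$, $Q=q(V\setminus0)$. Let $q_w$ be the pushforward of $q$ to $V/\langle\overline w\rangle$: each coset $\{x,x+\overline w\}$ gets weight $q(x)+q(x+\overline w)$. For $W=(W',w)$, the set $[W]$ contains $\overline w$ and is the full preimage of $[W']$. So the preimage of $[W']\setminus0$ is $[W]\setminus\{0,\overline w\}$, and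
$$q([W]\setminus0)=q(\overline w)+q_w([W']\setminus0),\qquad q_w\bigl((V/\langle\overline w\rangle)\setminus0\bigr)=Q-q(\overline w).\tag{5}$$
If by induction $W'$ misses at most a third of $q_w$, then
$$q([W]\setminus0)\le q(\overline w)+\tfrac13\bigl(Q-q(\overline w)\bigr)=\tfrac13Q+\tfrac23\,q(\overline w).\tag{6}$$
The induction closes exactly when $q(\overline w)=0$, and there is no reason for that. The loss $\frac23q(\overline w)$ is the price for the error $w$ on qubit $v$, which a measurement of $w$ can never see.

**The loss is real.** Take the GHZ state with $q=1$ on all seven nonzero syndromes, so $Q=7$. The three errors on qubit 3 have equal weight, so nothing in these weights prevents us from choosing $w=X$. But every setting with $X$ on qubit 3 has $\overline{X_3}=(0,0,1)\in[W]$, and also $\overline{W_1}\in\{(0,1,0),(1,1,0),(1,0,0)\}$ in $[W]$. So $\dim[W]\ge2$ and at least $3>\frac73$ is missed. No choice of $W'$ can save the choice $w=X$. We must be able to change the setting at $v$ after the rest has been found.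

## 7. Three errors on one qubit, exactly one of them missed

What lets us change the setting at $v$ is the following fact. It says that the measurements on the other qubits alone already leave exactly one of the three errors on $v$ undetected.

**Lemma 6.** Let $L$ be Lagrangian, $v$ a qubit, $W_u\in\{X,Y,Z\}$ for $u\ne v$, and let $H\subset V$ be the span of $\{\overline{W_u}:u\ne v\}$. Then exactly one nonzero $w\in F_v$ satisfies $\overline w\in H$.

*Proof.* Let $T'=\{t:t_v=0,\ t_u\in\{0,W_u\}\ (u\ne v)\}$, of dimension $n-1$, and $M=T'\oplus F_v$, of dimension $n+1$. Clearly $M\subset T'^\perp$, and $\dim T'^\perp=2n-(n-1)=n+1$. So $M=T'^\perp$.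

Let $N=\{w\in F_v:\overline w\in H\}$. Then $w\in N$ iff $w+t\in L$ for some $t\in T'$. So $N$ is the image of $L\cap M$ under the projection to $F_v$, and the kernel of that projection on $L\cap M$ is $L\cap T'$. Since $L\cap M=L^\perp\cap T'^\perp=(L+T')^\perp$,
$$\dim(L\cap M)=2n-\dim(L+T')=2n-\bigl(n+(n-1)-\dim(L\cap T')\bigr)=1+\dim(L\cap T').$$
So $\dim N=1$, and $N$ has exactly one nonzero element. $\square$

**Example.** GHZ, $v=3$. For $(W_1,W_2)=(X,Y)$ we get $H=\{0,(0,1,0),(1,1,1),(1,0,1)\}$, which contains $\overline{Y_3}=(1,0,1)$ but neither $\overline{X_3}=(0,0,1)$ nor $\overline{Z_3}=(1,0,0)$. For $(Z,X)$ we get $H=\{0,(1,0,0),(0,1,1),(1,1,1)\}$, which contains $\overline{Z_3}$ only.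

Suppose $v$ is nonproduct and $w^*$ is the element from Lemma 6. If we measure $w^*$ on $v$, then $[W]=H+\langle\overline{w^*}\rangle=H$, so the measurement at $v$ adds no blind spot. If we measure any other $w$, then $[W]=H+\langle\overline w\rangle\supset H$ is strictly larger. So replacing $w$ by $w^*$ never hurts, and afterwards exactly one of the three errors on $v$ is missed.

This suggests how to pay for $q(\overline w)$. Let $m$ be the smallest of the three weights at $\overline{X_v},\overline{Y_v},\overline{Z_v}$. Remove $m$ from all three. Now one of them has weight $0$; call it $\overline w$. The direct induction with this $w$ has no loss on the reduced weighting. Then change $w$ to $w^*$ and put the removed weight back. We removed $3m$ in total, and exactly one of the three points is missed, so exactly $m$ of it is missed: one third.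

**Lemma 7.** Let $L\subset\mathbb F_2^{2n}$ be Lagrangian ($n\ge0$) and $q:V\to[0,\infty)$. There is a setting $W$ with
$$q([W]\setminus0)\le\tfrac13\,q(V\setminus0).$$

*Proof.* Induction on $n$, for all $L$ and $q$ together. For $n=0$ we have $V=0$, there is one (empty) setting, and both sides are $0$.

**Step 1: no nonproduct qubit.** This is the case where induction is not needed. If every qubit is product, let $W_v$ be the nonzero label in $F_v$ with $W_v\in L$. All $\overline{W_v}$ vanish, so $[W]=0$ and nothing is missed.

**Step 2: remove equal weight from three points.** The aim is a weighting with a zero where the direct induction loses. Let $v$ be nonproduct; relabel so that $v=n$. The points $\overline{X_v},\overline{Y_v},\overline{Z_v}$ are distinct and nonzero. Let $m$ be the minimum of $q$ on them, attained at $\overline w$ with $w\in F_v$. Put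
$$q_0=q-m\,1_{\{\overline{X_v},\overline{Y_v},\overline{Z_v}\}}\ge0,\qquad q_0(\overline w)=0.$$
With $Q=q(V\setminus0)$ and $Q_0=q_0(V\setminus0)$ we have $Q_0=Q-3m$.

**Step 3: apply induction to the other qubits.** The aim is a setting that misses at most a third of $q_0$. By Lemma 5, $L^w$ is Lagrangian in $\mathbb F_2^{2(n-1)}$ and $V(L^w)\cong V/\langle\overline w\rangle$. Let $q_w$ be the pushforward of $q_0$ to $V/\langle\overline w\rangle$. The induction hypothesis gives $W'$ with $q_w([W']\setminus0)\le\frac13q_w\bigl((V/\langle\overline w\rangle)\setminus0\bigr)$. Put $W=(W',w)$. By (5), applied to $q_0$ with $q_0(\overline w)=0$,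
$$q_0([W]\setminus0)=q_0(\overline w)+q_w([W']\setminus0)\le\tfrac13\bigl(Q_0-q_0(\overline w)\bigr)=\tfrac13Q_0.$$

**Step 4: repair the setting at $v$.** The aim is to make sure that only one of the three removed portions is missed. Let $H\subset[W]$ be the span of the $\overline{W_u}$, $u\ne v$, and let $w^*\in F_v$ be the unique nonzero element with $\overline{w^*}\in H$ (Lemma 6). Put $W^*=(W',w^*)$. Then $[W^*]=H+\langle\overline{w^*}\rangle=H\subset[W]$, and $H$ contains exactly one of $\overline{X_v},\overline{Y_v},\overline{Z_v}$.

**Step 5: put the weight back.** On $H$, $q$ exceeds $q_0$ at exactly one point, by $m$. Hence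
$$q([W^*]\setminus0)=q_0(H\setminus0)+m\le q_0([W]\setminus0)+m\le\tfrac13(Q-3m)+m=\tfrac13Q.\qquad\square$$

**The proof at work.** Return to GHZ with $q=1$ on the seven nonzero syndromes, $v=3$, and the bad choice $w=X$. Here $m=1$. The reduced weighting $q_0$ is $0$ at $(0,0,1),(1,0,1),(1,0,0)$ and $1$ at the four syndromes with $a=1$, so $Q_0=4$. The remaining Lagrangian is $L^X=\{0,ZZ,XX,YY\}$, a Bell pair. Dividing $V$ by $\overline{X_3}=(0,0,1)$ means forgetting $b$. So $q_w$ has weights $q_w(0,1)=2$, $q_w(1,1)=2$, $q_w(1,0)=0$ on the classes $(s,a)$, and the settings $XX,YY,ZZ$ of the Bell pair miss, in this order, the nonzero classes $(0,1),(1,1),(1,0)$. Take $W'=ZZ$, which misses weight $0$. The setting $W=ZZX$ has $[W]=\{0,(1,0,0),(0,0,1),(1,0,1)\}$: it misses nothing of $q_0$, but weight $3>\frac73$ of $q$. The repair: $H=\{0,(1,0,0)\}$, so $w^*=Z$ and $W^*=ZZZ$, which misses weight $1\le\frac73$.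

## 8. Proof of Theorem 1

*Attainability.* Consider (4). By homogeneity we may apply Lemma 7 to a probability distribution $q$ on $V\setminus0$, extended by $q(0)=0$: some $W$ has $q([W]\setminus0)\le\frac13$. So the right side of (4) is at most $\frac13$, and so is the left side. Let $\mu$ attain the minimum on the left, and discard settings of probability $0$. By Lemma 3, $\Omega=\sum_W\mu_WP_W$ is a verification operator based on Pauli measurements, and by (2) it has $\beta(\Omega)\le\frac13$, that is, $\nu(\Omega)\ge\frac23$.

*Upper bound.* Section 4 shows $\nu(\Omega)\le\frac23$ for every verification operator based on Pauli measurements, with arbitrary Pauli tests and not only the $P_W$. So the maximum exists and equals $\frac23$. $\blacksquare$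

## 9. Prime local dimension and closed palettes

The count in Lemma 7 compared one missed point with three removed points. We now replace three by the number of bases that are allowed on a system, and qubits by $p$-level systems.

**Weyl operators.** Let $p$ be prime and $\zeta=e^{2\pi i/p}$. On $\mathbb C^p$ let $X|j\rangle=|j+1\rangle$ and $Z|j\rangle=\zeta^j|j\rangle$, indices modulo $p$, so $ZX=\zeta XZ$. For $(a,b)\in F_v=\mathbb F_p^2$ put $D(a,b)=X^aZ^b$. Then $D(a,b)D(c,d)=\zeta^{bc-ad}D(c,d)D(a,b)$. For $n$ systems take tensor products $D(e)$, $e\in\mathbb F_p^{2n}=\bigoplus_vF_v$; then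
$$D(e)D(f)=\zeta^{\omega(e,f)}D(f)D(e),$$
where $\omega$ is the sum of the forms $bc-ad$, bilinear, nondegenerate, with $\omega(e,e)=0$. The rules for $U^\perp$ from Section 2 hold. For $e\ne0$, choose $f$ with $\omega(f,e)\neq0$. Conjugation by $D(f)$ multiplies $D(e)$ by a nontrivial power of $\zeta$, so $D(e)$ is traceless.

**Definition (stabilizer state, $p$ levels).** It is the common $+1$ eigenvector of an abelian group $S$ of $p^n$ phased Weyl operators containing no nontrivial multiple of $I$.

Let $L$ be the set of labels of $S$. The map $S\to L$ is injective, since two elements with the same label differ by a phase. $L$ is an additive subgroup of $\mathbb F_p^{2n}$, hence a subspace because $p$ is prime; it has $p^n$ elements and is isotropic. So $L=L^\perp$. For $g\in S$, $g^p$ has label $0$, so it is a multiple of $I$ in $S$: $g^p=I$. Put $V=\mathbb F_p^{2n}/L$, $\overline e=e+L$, and $|\overline e\rangle=D(e)|\psi\rangle$ up to phase. For $g\in S$ with label $\gamma$,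
$$gD(e)|\psi\rangle=\zeta^{\omega(\gamma,e)}D(e)|\psi\rangle.\tag{7}$$
If $\overline e\ne\overline f$, then $e-f\notin L=L^\perp$, so some $g\in S$ has different eigenvalues on $D(e)|\psi\rangle$ and $D(f)|\psi\rangle$. As $g$ is unitary, these vectors are orthogonal. So the $p^n$ vectors $|x\rangle$, $x\in V$, form an orthonormal basis.

**Directions and settings.** A *direction* at $v$ is a one-dimensional subspace $\ell_v\subset F_v$; there are $p+1$ of them. For $p=2$ they are $X,Y,Z$. The operators $D(e)$, $e\in\ell_v$, on system $v$ commute. If $0\neq e\in\ell_v$, choose $f\in F_v$ with $\omega(e,f)=1$. Then $D(f)$ maps an eigenvector of $D(e)$ with eigenvalue $c$ to one with eigenvalue $\zeta c$, so $D(e)$ has $p$ distinct eigenvalues. Hence $\ell_v$ defines one eigenbasis. A *setting* $\ell=(\ell_v)$ measures each $v$ in the basis of $\ell_v$, and a test with setting $\ell$ is an operator $P$ with $P|\psi\rangle=|\psi\rangle$ that is a sum of product projectors of that product basis. Put $T_\ell=\bigoplus_v\ell_v$; it is isotropic of dimension $n$, so $T_\ell=T_\ell^\perp$. Let $[\ell]=(T_\ell+L)/L$.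

**Lemma 3 for prime $p$.** Let $S_\ell\subset S$ be the elements with label in $T_\ell$ and $P_\ell=|S_\ell|^{-1}\sum_{g\in S_\ell}g$. The elements of $S_\ell$ are diagonal in the product basis of $\ell$. As $S_\ell$ is a finite group of commuting unitaries with $g^p=I$, $P_\ell$ is the projector onto its common $+1$ eigenspace, hence a sum of product projectors, and $P_\ell|\psi\rangle=|\psi\rangle$. By (7), averaging the character $\gamma\mapsto\zeta^{\omega(\gamma,e)}$ over $L\cap T_\ell$ gives $P_\ell D(e)|\psi\rangle=D(e)|\psi\rangle$ if $e\in(L\cap T_\ell)^\perp=L+T_\ell$, and $0$ otherwise. So $\beta\bigl(\sum_\ell\mu_\ell P_\ell\bigr)=\max_{x\ne0}\mu\{\ell:x\in[\ell]\}$.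

**Lemma 6 for prime $p$.** Given directions $\ell_u$, $u\ne v$, let $T'=\bigoplus_{u\ne v}\ell_u$, let $H\subset V$ be the span of the $\overline{\ell_u}$, $u\neq v$, and
$$N_v(\ell)=\{e\in F_v:\overline e\in H\}=\{e\in F_v:\ e+t\in L\text{ for some }t\in T'\}.$$
Then $N_v(\ell)$ is exactly one direction. Indeed, $M=T'\oplus F_v$ lies in $T'^\perp$ and has the same dimension $n+1$, so $M=T'^\perp$. The set $N_v(\ell)$ is the image of $L\cap M$ in $F_v$, with kernel $L\cap T'$, and $\dim(L\cap M)=\dim(L+T')^\perp=2n-(2n-1-\dim(L\cap T'))=1+\dim(L\cap T')$. So $\dim N_v(\ell)=1$.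

**Product systems.** As before, $v$ is *product* if $L$ contains a nonzero vector supported on $v$, and otherwise *nonproduct*, in which case $F_v\to V$ is injective. The operator $p^{-n}\sum_{g\in S}g$ is the projector onto the common $+1$ eigenspace of $S$, and its trace is $1$; so it is $|\psi\rangle\langle\psi|$. The reduced state at $v$ is therefore $\frac1p$ times the sum of the elements of $S$ supported on $v$. If $v$ is nonproduct, this is $I/p$. If $v$ is product, the labels of those elements form a nonzero isotropic subspace of $F_v$, of dimension $1$, so the reduced state is the average of a group of order $p$, that is, a projector of trace $1$: pure. Hence the state is entangled iff some $v$ is nonproduct.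

**Definition (palette).** A *palette* $A=(A_v)$ assigns to each $v$ a nonempty set $A_v$ of allowed directions. It is *$L$-closed* if $N_v(\ell)\in A_v$ for every $v$ and all choices $\ell_u\in A_u$ ($u\ne v$).

Closedness says that the repair step always stays within the allowed directions. **Example.** For the Bell pair, $N_2(\ell)=\ell_1$ and $N_1(\ell)=\ell_2$, so $A$ is closed iff $A_1=A_2$. For $A_1=A_2=\{X,Z\}$, the settings $XX$ and $ZZ$ with probability $\frac12$ each miss $x$ and $z$ with probability $\frac12$ and never miss $y$: the gap is $\frac12$.

**Theorem 8.** Let $|\psi\rangle$ be an entangled stabilizer state in prime local dimension $p$, $A$ an $L$-closed palette, and $k=\min\{|A_v|:v\text{ nonproduct}\}$. The maximum spectral gap over verification operators all of whose tests use settings from $A$ equals exactly $1-\frac1k$.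

*Proof.* **Upper bound.** One system with few directions limits the gap. Let $v$ be nonproduct with $|A_v|=k$, and choose $0\ne e_\lambda\in\lambda$ for each $\lambda\in A_v$. A test $P$ with setting $\ell$ is diagonal in the product basis of $\ell$, so it commutes with $D(e_{\ell_v})$, and $D(e_{\ell_v})|\psi\rangle$ passes with certainty. Hence
$$\sum_{\lambda\in A_v}\langle\psi|D(e_\lambda)^\dagger\,\Omega\,D(e_\lambda)|\psi\rangle\ge1.$$
The $k$ states $D(e_\lambda)|\psi\rangle$ are orthogonal to $|\psi\rangle$, as $e_\lambda\notin L$. So $\beta(\Omega)\ge\frac1k$.

**Reduction to one setting.** By the minimax theorem with rows $\ell\in\prod_vA_v$ and columns $x\in V\setminus0$, and by Lemma 3 for prime $p$, exactly as in Section 8, a gap of at least $1-\frac1k$ is attained if the following holds.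

**Statement (∗).** Let $k\ge1$ be an integer, let $A$ be $L$-closed, and suppose $|A_v|\ge k$ for all nonproduct $v$. Then for every $q:V\to[0,\infty)$ there is $\ell\in\prod_vA_v$ with $q([\ell]\setminus0)\le\frac1k\,q(V\setminus0)$.

We prove (∗) by induction on $n$, with $k$ fixed. For $n=0$ both sides are $0$.

**Step 1: all systems product.** Here we find an allowed setting that misses nothing. Let $0\ne e_v\in L$ be supported on $v$. Then $e_v\in N_v(\ell)$ for any choice of the other $\ell_u\in A_u$, so $N_v(\ell)=\langle e_v\rangle$, and this lies in $A_v$ by closedness. Take $\ell_v=\langle e_v\rangle$ for all $v$. Then $T_\ell\subset L$ and $[\ell]=0$.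

**Step 2: remove equal mass from each allowed direction.** Otherwise let $v$ be nonproduct, so $F_v\to V$ is injective. Let $m=\min_{\lambda\in A_v}q(\overline\lambda\setminus0)$, attained at $\lambda_0$. Distinct directions meet only in $0$, so the sets $\overline\lambda\setminus0$ are disjoint. Choose $0\le q_0\le q$ equal to $q$ off their union over $\lambda\in A_v$, with $q_0(\overline\lambda\setminus0)=q(\overline\lambda\setminus0)-m$ for all $\lambda\in A_v$. For instance, multiply $q$ on $\overline\lambda\setminus0$ by $1-m/q(\overline\lambda\setminus0)$ if $q(\overline\lambda\setminus0)>0$; if it is $0$, then $m=0$ and nothing has to be changed. With $Q=q(V\setminus0)$ and $Q_0=q_0(V\setminus0)$,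
$$Q_0=Q-|A_v|\,m,\qquad q_0(\overline{\lambda_0}\setminus0)=0.$$

**Step 3: remove system $v$.** We need the analog of Lemma 5. Let $L'$ be the set of restrictions to $\{u\ne v\}$ of those $g\in L$ with $g_v\in\lambda_0$. It is isotropic, because $\omega$ vanishes on $\lambda_0$. Let $0\ne w\in\lambda_0$. The functional $g\mapsto\omega(g_v,w)$ is not zero on $L$, since otherwise $w\in L^\perp=L$, and its kernel is $\{g\in L:g_v\in\lambda_0\}$, of dimension $n-1$. Restriction is injective on this kernel, because a vector in it that restricts to $0$ lies in $L\cap\lambda_0=0$. So $\dim L'=n-1$ and $L'$ is Lagrangian. The map $e\mapsto\overline{(e,0)}$ to $V/\overline{\lambda_0}$, where $(e,0)$ has $v$-component $0$, has kernel $\{e:(e,0)\in L+\lambda_0\}=L'$. Both $V(L')$ and $V/\overline{\lambda_0}$ have dimension $n-1$, so $V(L')\cong V/\overline{\lambda_0}$. For $\ell=(\ell',\lambda_0)$ this carries $[\ell']$, formed with respect to $L'$, onto $[\ell]/\overline{\lambda_0}$.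

**Step 4: the hypotheses pass to $L'$.** We check that $(A_u)_{u\ne v}$ is $L'$-closed and still large. Let $u\ne v$ and $\ell_{u'}\in A_{u'}$ for $u'\ne u,v$. For $e\in F_u$ and $t\in\bigoplus_{u'\ne u,v}\ell_{u'}$, we have $e+t\in L'$ iff $e+t+s\in L$ for some $s\in\lambda_0$. So the direction $N_u$ for $L'$ equals the direction $N_u$ for $L$ with $\ell_v=\lambda_0\in A_v$, and it lies in $A_u$. Next, if $u$ is product for $L$, a nonzero vector of $L$ supported on $u$ has $v$-component $0\in\lambda_0$, so its restriction shows that $u$ is product for $L'$. Hence each $u$ nonproduct for $L'$ is nonproduct for $L$, and $|A_u|\ge k$.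

**Step 5: apply induction.** Let $q'$ be the pushforward of $q_0$ to $V/\overline{\lambda_0}$. Induction gives $\ell'\in\prod_{u\ne v}A_u$ with $q'([\ell']\setminus0)\le\frac1k\,q'\bigl((V/\overline{\lambda_0})\setminus0\bigr)$. For $\ell=(\ell',\lambda_0)$, $[\ell]$ is the full preimage of $[\ell']$ and contains $\overline{\lambda_0}$, so
$$q_0([\ell]\setminus0)=q_0(\overline{\lambda_0}\setminus0)+q'([\ell']\setminus0)\le\tfrac1k\bigl(Q_0-q_0(\overline{\lambda_0}\setminus0)\bigr)=\tfrac1kQ_0.$$

**Step 6: repair and put the mass back.** Let $H\subset[\ell]$ be the span of the $\overline{\ell'_u}$, $u\ne v$. Put $\lambda^*=N_v(\ell')$, which lies in $A_v$ by closedness, and $\ell^*=(\ell',\lambda^*)$. Since $\overline{\lambda^*}\subset H$, we have $[\ell^*]=H$. By the definition of $N_v$, $H\cap\overline{F_v}=\overline{\lambda^*}$. So, of the removed mass, exactly the part $m$ on $\overline{\lambda^*}\setminus0$ lies in $H$, and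
$$q([\ell^*]\setminus0)=q_0(H\setminus0)+m\le\tfrac1k\bigl(Q-|A_v|m\bigr)+m\le\tfrac1kQ,$$
because $|A_v|\ge k$. $\square$

**Corollary 9.** For every entangled stabilizer state of $p$-level systems, $p$ prime, the maximum spectral gap over nonadaptive generalized-Pauli measurements is exactly $\frac p{p+1}$.

*Proof.* Allow all $p+1$ directions on each system. This palette is closed for every $L$, and $k=p+1$, so Theorem 8 gives $1-\frac1{p+1}$. The case $p=2$ is Theorem 1. $\square$

## 10. Two Paulis per qubit: an even–odd dichotomy

Return to qubits and suppose only two Paulis are available on each qubit. Theorem 8 suggests $\frac12$, if the palette is closed. For two Paulis per qubit the next theorem covers all cases. A *$c_v$-factor* of a stabilizer is a position $v$ at which its label is $c_v$.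

**Theorem 10.** Let $|\psi\rangle$ be an $n$-qubit stabilizer state. For each $v$ allow only two Paulis $a_v\ne b_v$, and let $c_v$ be the third. Let $\nu_2$ be the maximum spectral gap over verification operators whose tests use only settings in $\prod_v\{a_v,b_v\}$.

- If every stabilizer has an even number of tensor factors $c_v$, then $\nu_2=\frac12$ if $|\psi\rangle$ is entangled, and $\nu_2=1$ if it is a product state.
- Otherwise $\nu_2=0$.

*Proof.* **Even case.** We show that the palette $A_v=\{a_v,b_v\}$ is $L$-closed. If $N_v(\ell)$ were $c_v$, then $L$ would contain $c_v+t$ with $t_v=0$ and $t_u\in\{0,a_u,b_u\}$ for $u\ne v$. This label has exactly one $c$-factor, a contradiction. So $N_v(\ell)\in A_v$. If $|\psi\rangle$ is entangled, Theorem 8 with $k=2$ gives $\nu_2=\frac12$. If $|\psi\rangle$ is a product state, the stabilizing Pauli of qubit $v$ is a stabilizer with one factor. By evenness that factor is not $c_v$, so it is allowed. Measuring these Paulis gives the test $|\psi\rangle\langle\psi|$ and gap $1$.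

**Odd case, Step 1: parity is linear on $L$.** Let $R(e)\in\mathbb F_2$ be the parity of $\#\{v:e_v=c_v\}$. Write $e_v=\alpha_va_v+\beta_vb_v$; as $c_v=a_v+b_v$, we have $R(e)=\sum_v\alpha_v\beta_v$. For $f_v=\alpha'_va_v+\beta'_vb_v$,
$$R(e+f)-R(e)-R(f)=\sum_v(\alpha_v\beta'_v+\alpha'_v\beta_v)=\omega(e,f),$$
since $\omega(a_v,b_v)=1$. On the isotropic space $L$ the right side vanishes, so $R$ is linear on $L$. By assumption it is not zero there.

**Odd case, Step 2: an error that encodes the parity.** Extend $R|_L$ to a linear functional on $\mathbb F_2^{2n}$. As $\omega$ is nondegenerate, the extension is $\omega(\cdot,e)$ for some $e$, so $R(g)=\omega(g,e)$ for all $g\in L$. Since $R\neq0$ on $L$, $e\notin L^\perp=L$, and $|\overline e\rangle\perp|\psi\rangle$.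

**Odd case, Step 3: every allowed test passes this error.** Let $W\in\prod_v\{a_v,b_v\}$. Elements of $T_W$ have no $c$-factors, so $R$ vanishes on $T_W$. Hence $\omega(g,e)=R(g)=0$ for $g\in L\cap T_W$, that is, $e\in(L\cap T_W)^\perp=L+T_W$. So $|\overline e\rangle$ equals $t|\psi\rangle$ up to phase, for a Pauli $t$ with label in $T_W$. Any test $P_l$ with setting $W$ is diagonal in the product eigenbasis of $W$ and commutes with $t$, so $P_lt|\psi\rangle=tP_l|\psi\rangle=t|\psi\rangle$. Thus $|\overline e\rangle$ passes every allowed test with certainty, $\beta(\Omega)=1$ for every such $\Omega$, and $\nu_2=0$. $\square$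

**Example.** For the Bell pair, allow $\{X,Y\}$ on qubit 1 and $\{X,Z\}$ on qubit 2, so $c_1=Z$, $c_2=Y$. The stabilizer $ZZ$ has one $c$-factor, so $\nu_2=0$. Directly: $[XX]=\{0,x\}$, and the other three allowed settings have $[W]=V$, so the error $x$ is never seen.

**Graph states.** For a graph on the qubits, the *graph state* is stabilized by the group generated by $K_u=X_u\prod_{u'\sim u}Z_{u'}$. The $K_u$ commute and square to $I$. The label of $\prod_{u\in B}K_u$ has $X$-part exactly $B$, so only $B=\varnothing$ gives label $0$. The group therefore has $2^n$ elements and does not contain $-I$. For one edge on two vertices the nontrivial labels are $XZ$, $ZX$, $YY$; each has an even number of $Y$.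

**Corollary 11.** For every graph state whose graph has at least one edge, the maximum spectral gap using only $X$ and $Z$ measurements is exactly $1/2$.

*Proof.* *The state is entangled.* Let $v$ be a vertex with a neighbor. A nontrivial stabilizer supported on $v$ has $X$-part contained in $\{v\}$, so it would be $K_v$. But $K_v$ has a factor $Z$ on the neighbor. So $v$ is nonproduct, and Lemma 2 applies.

*The number of $Y$ factors is even.* In $\prod_{u\in B}K_u$, the factor at $v$ contains $X$ iff $v\in B$, and contains $Z$ iff $v$ has an odd number of neighbors in $B$. So there is a $Y$ at $v$ iff $v\in B$ and $v$ has odd degree in the subgraph induced on $B$. By the handshake lemma a finite graph has an even number of vertices of odd degree.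

Theorem 10 with $a_v=X$, $b_v=Z$, $c_v=Y$ gives $\nu_2=\frac12$. $\square$
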